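\title{Pauli measurements verify every entangled stabilizer state with spectral gap $2/3$}

\begin{abstract}
A verification protocol for a pure quantum state performs a random test that the state passes with certainty. Its efficiency is measured by the spectral gap of the averaged test operator. We prove that for every entangled stabilizer state of qubits the largest spectral gap attainable with nonadaptive Pauli measurements is exactly $2/3$, as conjectured by Dangniam, Han and Zhu. By the minimax theorem the statement reduces to a weight inequality: for every weighting of the nontrivial error syndromes, some single measurement setting misses at most one third of the weight. We prove the inequality by induction on the number of qubits. The same argument gives the gap $p/(p+1)$ in prime local dimension $p$ and the gap $1-1/k$ for suitably closed restricted families of local measurements. When only two Pauli operators are allowed on each qubit, the optimal gap for an entangled state is $1/2$ or $0$ according to a parity condition on the stabilizer group; for graph states with at least one edge and $X$, $Z$ measurements it is $1/2$.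
\end{abstract}

\section{Introduction}

\subsection{Verification protocols and the spectral gap}

Let $|\psi\rangle$ be a pure state of $n$ qubits, the \emph{target}. A nonadaptive \emph{verification protocol} for $|\psi\rangle$ performs one of finitely many tests, the $i$-th with probability $\mu_i>0$, where $\sum_i\mu_i=1$. A \emph{test} is a two-outcome measurement $\{P_i,I-P_i\}$ (``pass'' and ``fail'') with $0\le P_i\le I$ that the target passes with certainty: $P_i|\psi\rangle=|\psi\rangle$. The \emph{verification operator} is $\Omega=\sum_i\mu_iP_i$. Its largest eigenvalue is $1$, with eigenvector $|\psi\rangle$. Its second largest eigenvalue and its \emph{spectral gap} are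
\[
\beta(\Omega)=\max_{|\phi\rangle\perp|\psi\rangle,\ \langle\phi|\phi\rangle=1}\langle\phi|\Omega|\phi\rangle,\qquad \nu(\Omega)=1-\beta(\Omega).
\]
The gap measures how well the protocol detects a wrong state. Since $\Omega\le|\psi\rangle\langle\psi|+\beta(\Omega)\,(I-|\psi\rangle\langle\psi|)$, a state $\sigma$ with $\langle\psi|\sigma|\psi\rangle\le1-\varepsilon$ passes with probability $\mathrm{tr}(\Omega\sigma)\le1-\nu(\Omega)\varepsilon$. Hence $N$ independent such states all pass with probability at most $e^{-N\nu(\Omega)\varepsilon}$, and the number of rounds that this bound requires for a given confidence is inversely proportional to the gap. The single test $P=|\psi\rangle\langle\psi|$ has gap $1$, but for an entangled target it is a joint measurement of all the qubits. The question is how large a gap survives when each qubit is measured separately and in a simple basis.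

A test is \emph{based on Pauli measurements} if it is realized as follows: each qubit $v$ is measured, nonadaptively, in the eigenbasis of a Pauli operator $W_v\in\{X,Y,Z\}$, and the test passes if and only if the outcome string lies in a chosen set of accepted outcomes. Equivalently, $P_i$ is a sum of some of the projectors onto the product basis formed by the eigenbases of $W_1,\dots,W_n$. The tuple $W=(W_1,\dots,W_n)$ is the \emph{setting} of the test. A verification operator is based on Pauli measurements if all of its tests are.

An $n$-qubit \emph{stabilizer state} is the unique common $+1$ eigenvector of an abelian group $S$ of $2^n$ Pauli operators (tensor products of $I,X,Y,Z$ with signs $\pm1$) that does not contain $-I$. It is \emph{entangled} if it is not a product of single-qubit states.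

\subsection{The simplest bounds}

For a product stabilizer state one measures on each qubit the Pauli operator that stabilizes it and accepts one outcome string. This is the test $|\psi\rangle\langle\psi|$, with gap $1$. For an arbitrary stabilizer state one can measure a uniformly random $g\in S\setminus\{I\}$, which is the Pauli test $(I+g)/2$. Because $\sum_{g\in S}g=2^n|\psi\rangle\langle\psi|$, the resulting $\Omega$ acts on the orthogonal complement of $|\psi\rangle$ as the scalar $\frac12-\frac1{2(2^n-1)}$, so its gap is $2^{n-1}/(2^n-1)$. This is $2/3$ for $n=2$ and decreases to $1/2$.

In the other direction, a test that measures $W_v$ on qubit $v$ cannot detect an error $W_v$ on that qubit. If $v$ is entangled with the rest, the errors $X,Y,Z$ on $v$ produce three states orthogonal to the target, each test passes at least one of them, and so one of them passes with probability at least $1/3$. Two results quoted in \cite{DHZ} fit this picture: for every entangled stabilizer state, every verification operator based on separable measurements, a class that includes Pauli measurements, has gap at most $2/3$; and for GHZ states the gap $2/3$ is attained with Pauli measurements. The obstruction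 just described involves one qubit only. It is natural to guess that there is no other, and this is the conjecture of Dangniam, Han and Zhu \cite{DHZ}: \emph{for any entangled stabilizer state, the maximum spectral gap of verification operators based on Pauli measurements is $2/3$.}

\subsection{Results and method}

\begin{theorem}\label{thm:main}
Let $|\psi\rangle$ be an entangled $n$-qubit stabilizer state. The maximum of $\nu(\Omega)$ over verification operators $\Omega$ for $|\psi\rangle$ based on Pauli measurements equals $2/3$.
\end{theorem}

We do not construct an optimal protocol. Section~\ref{sec:game} turns the problem into a finite zero-sum game between a verifier, who picks a setting, and an adversary, who picks an error syndrome. By the minimax theorem it is enough to answer every mixed strategy of the adversary with one good setting. Such a setting is built by induction on $n$: remove a qubit, solve the smaller problem, and then revise the choice made at the removed qubit. Section~\ref{sec:ghz} carries this out by hand for three qubits.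

The argument uses only linear algebra over a finite field, so we give it once, for systems of prime dimension $p$ and for restricted families of local measurements. The general result is Theorem~\ref{thm:palette}; Theorem~\ref{thm:main} and the value $p/(p+1)$ in dimension $p$ (Corollary~\ref{cor:prime}) are special cases. Section~\ref{sec:two} settles the case of two allowed Pauli operators per qubit (Theorem~\ref{thm:two}) and applies it to graph states (Corollary~\ref{cor:graph}). Proposition~\ref{prop:necessary} gives conditions that every optimal qubit protocol must satisfy. A reader interested only in Theorem~\ref{thm:main} may set $p=2$ throughout.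

\section{Stabilizer states and Lagrangian subspaces}\label{sec:setup}

Let $p$ be a prime and $\zeta=e^{2\pi i/p}$. We consider $n$ systems of dimension $p$, called \emph{sites}.

\subsection{Weyl operators}

On $\mathbb C^p$ let $X|j\rangle=|j+1\rangle$ and $Z|j\rangle=\zeta^j|j\rangle$ for $j\in\mathbb F_p$, so that $ZX=\zeta XZ$. Let $F_v=\mathbb F_p^2$ for each site $v$ and $\mathbb F_p^{2n}=\bigoplus_vF_v$; we regard $F_v$ as the subspace of vectors supported on $v$. For $e=(e_v)$ with $e_v=(a_v,b_v)$, the \emph{Weyl operator} with \emph{label} $e$ is $D(e)=\bigotimes_vX^{a_v}Z^{b_v}$. Then $D(e)D(f)$ equals $D(e+f)$ up to a phase, and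
\begin{equation}\label{eq:comm}
D(e)D(f)=\zeta^{\omega(e,f)}D(f)D(e),\qquad \omega(e,f)=\sum_v(b_va'_v-a_vb'_v),
\end{equation}
where $f_v=(a_v',b_v')$. The form $\omega$ is bilinear, nondegenerate and alternating ($\omega(e,e)=0$). If $e\ne0$, choose $f$ with $\omega(f,e)\neq0$; conjugation by $D(f)$ multiplies $D(e)$ by $\zeta^{\omega(f,e)}\ne1$ and preserves the trace, so $\mathrm{tr}\,D(e)=0$.

A \emph{direction} at $v$ is a one-dimensional subspace $\lambda\subset F_v$. There are $(p^2-1)/(p-1)=p+1$ directions, and two distinct directions meet only in $0$. Let $e\in\lambda$ be nonzero and take $f\in F_v$ with $\omega(e,f)=1$. By \eqref{eq:comm}, $D(f)$ maps an eigenvector of $D(e)$ with eigenvalue $c$ to one with eigenvalue $\zeta c$, so $D(e)$ has $p$ distinct eigenvalues on $\mathbb C^p$. The other operators with labels in $\lambda$ are multiples of powers of $D(e)$. Thus $\lambda$ determines one orthonormal basis of site $v$, the common eigenbasis of the $D(e)$ with $e\in\lambda$.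

A \emph{setting} is a choice $W=(W_v)$ of a direction at each site, and a \emph{test with setting $W$} is a test that is a sum of some of the projectors onto the corresponding product basis. For $p=2$ the operators $D(1,0)=X$, $D(0,1)=Z$, $D(1,1)=-iY$ are the Pauli operators up to phase. We then write $F_v=\{0,X,Y,Z\}$ with $X+Y=Z$, identify the three directions with $X,Y,Z$, and recover the definitions of the introduction. On $F_v$ we then have $\omega(a,b)=1$ exactly when $a,b$ are distinct and nonzero.

\subsection{Symplectic complements}

For a subspace $U\subset\mathbb F_p^{2n}$ let $U^\perp=\{e:\omega(u,e)=0\text{ for all }u\in U\}$. Nondegeneracy gives $\dim U^\perp=2n-\dim U$, $U^{\perp\perp}=U$, and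
\[
(U+U')^\perp=U^\perp\cap U'^\perp,\qquad(U\cap U')^\perp=U^\perp+U'^\perp .
\]
The subspace $U$ is \emph{isotropic} if $U\subset U^\perp$ and \emph{Lagrangian} if $U=U^\perp$, that is, if it is isotropic of dimension $n$. For a setting $W$ the subspace $T_W=\bigoplus_vW_v$ is Lagrangian. It consists of the labels of the Weyl operators that are diagonal in the product basis of $W$ site by site.

\subsection{The syndrome basis}

A \emph{stabilizer group} is an abelian group $S$ of $p^n$ operators of the form $cD(e)$, $|c|=1$, that contains no multiple of $I$ other than $I$. The average $p^{-n}\sum_{g\in S}g$ is the orthogonal projector onto the common $+1$ eigenspace of $S$, and its trace is $1$ because only $g=I$ contributes. The \emph{stabilizer state} $|\psi\rangle$ spans this eigenspace, so $|\psi\rangle\langle\psi|=p^{-n}\sum_{g\in S}g$. For $p=2$ each $g^2$ is a multiple of $I$ in $S$, so $g^2=I$ and $g$ is a tensor product of $I,X,Y,Z$ with sign $\pm1$, as in the introduction.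

Distinct elements of $S$ have distinct labels, so the set $L$ of labels is a subspace of dimension $n$. It is isotropic by \eqref{eq:comm}, hence Lagrangian. For any Lagrangian $L$ put
\[
V=V(L)=\mathbb F_p^{2n}/L,\qquad \bar e=e+L,\qquad |V|=p^n ,
\]
and write $\overline U$ for the image in $V$ of a subspace $U$. If $g\in S$ has label $\gamma$, then
\begin{equation}\label{eq:syndrome}
g\,D(e)|\psi\rangle=\zeta^{\omega(\gamma,e)}D(e)|\psi\rangle .
\end{equation}
The list of these eigenvalues depends only on $\bar e$ and determines it, since $L^\perp=L$; we call the elements of $V$ \emph{syndromes}. For $x=\bar e$ let $|x\rangle=D(e)|\psi\rangle$, which is well defined up to a phase because $D(\gamma)|\psi\rangle$ is proportional to $|\psi\rangle$ for $\gamma\in L$. States with different syndromes are eigenvectors of some unitary $g\in S$ with different eigenvalues, so $\{|x\rangle\}_{x\in V}$ is an orthonormal basis, and $|0\rangle=|\psi\rangle$.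

Call a site $v$ \emph{product} for $L$ if $L\cap F_v\ne0$, and \emph{nonproduct} otherwise. At a product site, $L\cap F_v$ is isotropic and nonzero, hence a direction. At a nonproduct site the map $F_v\to V$ is injective.

\begin{lemma}\label{lem:entangled}
The state $|\psi\rangle$ is entangled if and only if some site is nonproduct.
\end{lemma}

\begin{proof}
If $v$ is product, some $g\in S\setminus\{I\}$ acts only on $v$, where its eigenvalues are nondegenerate, so $|\psi\rangle$ is the tensor product of its $+1$ eigenvector at $v$ with a state of the other sites. If all sites are product, $|\psi\rangle$ is therefore a product state. If $v$ is nonproduct, every $g\ne I$ has a traceless factor at some other site, so tracing out the other sites in $p^{-n}\sum_gg$ leaves $I/p$. This is not pure, so $|\psi\rangle$ is not a product state.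
\end{proof}

\section{Verification as a finite game}\label{sec:game}

For a fixed setting the best test should accept only the outcomes that the target can produce. The next lemma identifies this test and the errors that it cannot see. For a setting $W$ let
\[
[W]=[W]_L=\overline{T_W}=\sum_v\overline{W_v}\ \subset V .
\]
We say that $W$ \emph{misses} the syndromes in $[W]$.

\begin{lemma}\label{lem:canonical}
Let $W$ be a setting.
\begin{itemize}
\item[(a)] Every test $P$ with setting $W$ satisfies $P|x\rangle=|x\rangle$ for all $x\in[W]$.
\item[(b)] Let $S_W$ be the set of $g\in S$ with label in $T_W$. Then $P_W=|S_W|^{-1}\sum_{g\in S_W}g$ is a test with setting $W$, and $P_W|x\rangle=|x\rangle$ for $x\in[W]$, while $P_W|x\rangle=0$ for $x\notin[W]$.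
\end{itemize}
\end{lemma}

\begin{proof}
(a) Write $x=\bar t$ with $t\in T_W$. Both $P$ and $D(t)$ are diagonal in the product basis of $W$, so they commute and $PD(t)|\psi\rangle=D(t)P|\psi\rangle=D(t)|\psi\rangle$.

(b) By \eqref{eq:syndrome}, $|\bar e\rangle$ is an eigenvector of $P_W$ whose eigenvalue is the average of $\zeta^{\omega(\gamma,e)}$ over the subspace $L\cap T_W$. The average of a character over a finite group is $1$ if the character is trivial and $0$ otherwise. The character is trivial exactly when $e\in(L\cap T_W)^\perp=L^\perp+T_W^\perp=L+T_W$, that is, when $\bar e\in[W]$. So $P_W$ is the orthogonal projector onto the span of the $|x\rangle$ with $x\in[W]$, and it fixes $|\psi\rangle$. Each $g\in S_W$ is diagonal in the product basis of $W$, so the projector $P_W$ is too, and it is a sum of projectors onto vectors of that basis.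
\end{proof}

We recall von Neumann's minimax theorem: for a real matrix $(A_{rs})$ with finite nonempty index sets,
\[
\min_\mu\max_s\sum_r\mu_rA_{rs}=\max_q\min_r\sum_sA_{rs}q_s ,
\]
where $\mu$ and $q$ range over probability distributions on rows and columns. For $q:V\to[0,\infty)$ and $B\subset V$ write $q(B)=\sum_{x\in B}q(x)$, and write $B\setminus0$ for $B\setminus\{0\}$.

\begin{proposition}\label{prop:game}
Let $n\ge1$ and let $\mathcal W$ be a nonempty set of settings. Among verification operators whose tests use only settings in $\mathcal W$, the minimum of $\beta(\Omega)$ is attained and equals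
\[
\min_\mu\max_{x\in V\setminus0}\mu\{W:x\in[W]\}=\max_q\min_{W\in\mathcal W}q([W]\setminus0),
\]
where $\mu$ and $q$ range over probability distributions on $\mathcal W$ and on $V\setminus0$.
\end{proposition}

\begin{proof}
The equality is the minimax theorem for the matrix with $A_{W,x}=1$ if $x\in[W]$ and $0$ otherwise. Let $\Omega=\sum_i\mu_iP_i$ be admissible and let $\mu$ be the distribution of the setting of the random test. For $x\neq0$ the state $|x\rangle$ is orthogonal to $|\psi\rangle$, and Lemma~\ref{lem:canonical}(a) gives $\beta(\Omega)\ge\langle x|\Omega|x\rangle\ge\mu\{W:x\in[W]\}$. Conversely, given $\mu$, discard the settings of probability zero and let $\Omega=\sum_W\mu(W)P_W$. By Lemma~\ref{lem:canonical}(b) this operator is diagonal in the syndrome basis with eigenvalues $\mu\{W:x\in[W]\}$, so $\beta(\Omega)$ is their maximum over $x\ne0$.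
\end{proof}

An upper bound on the gap now requires only one good strategy $q$ for the adversary.

\begin{lemma}\label{lem:upper}
Let $v$ be a nonproduct site and $A_v$ a set of $k$ directions at $v$. If every test of $\Omega$ measures site $v$ in a direction from $A_v$, then $\nu(\Omega)\le1-1/k$.
\end{lemma}

\begin{proof}
Choose a nonzero $e_\lambda\in\lambda$ for each $\lambda\in A_v$. The $k$ syndromes $\overline{e_\lambda}$ are distinct and nonzero because $F_v\to V$ is injective. Let $q$ be uniform on them. Every setting $W$ with $W_v\in A_v$ misses $\overline{e_{W_v}}$, so $q([W]\setminus0)\ge1/k$. Apply Proposition~\ref{prop:game}.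
\end{proof}

For qubits and $k=3$ this is the bound $2/3$ for Pauli measurements. Its equality case constrains every optimal protocol.

\begin{proposition}\label{prop:necessary}
Let $|\psi\rangle$ be an entangled stabilizer state of qubits, and let $\Omega$ be based on Pauli measurements with $\nu(\Omega)=2/3$. Then for every nonproduct qubit $v$:
\begin{itemize}
\item[(a)] each of $X,Y,Z$ is measured on $v$ with total probability exactly $1/3$;
\item[(b)] each test that measures $W_v$ on $v$ rejects with certainty the two states $E|\psi\rangle$, where $E\in\{X,Y,Z\}$ acts on $v$ and $E\ne W_v$.
\end{itemize}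
\end{proposition}

\begin{proof}
For $E\in\{X,Y,Z\}$ acting on $v$ put $b_{E,i}=\langle\psi|EP_iE|\psi\rangle\ge0$ and $b_E=\sum_i\mu_ib_{E,i}$. Each $E|\psi\rangle$ is orthogonal to $|\psi\rangle$, so $b_E\le\beta(\Omega)=1/3$. By Lemma~\ref{lem:canonical}(a), $b_{E,i}=1$ when test $i$ measures $E$ on $v$, so $\sum_Eb_E=\sum_i\mu_i\sum_Eb_{E,i}\ge1$. Hence every $b_E$ equals $1/3$ and $\sum_Eb_{E,i}=1$ for every $i$, since $\mu_i>0$. The second fact is (b). By (b), $b_E$ is the total probability of measuring $E$ on $v$, which gives (a).
\end{proof}

\begin{example}\label{ex:bell}
The Bell state $(|00\rangle+|11\rangle)/\sqrt2$ has $S=\{I,XX,-YY,ZZ\}$ and $L=\{0,XX,YY,ZZ\}$. The same Pauli on either qubit has the same syndrome, and $V\setminus0$ consists of three points $x,y,z$. The settings $XX,YY,ZZ$ miss one point each; the six other settings miss all of $V$. For any $q$, the lightest point has at most one third of the weight, so the value of the game is $1/3$. Choosing the two local directions independently and uniformly satisfies condition (a) of Proposition~\ref{prop:necessary}, yet misses each point with probability $\frac19+\frac69=\frac79$. The choices at different sites must be correlated,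 and this is the difficulty in general.
\end{example}

\section{The induction on three qubits}\label{sec:ghz}

By Proposition~\ref{prop:game} and Lemma~\ref{lem:upper}, Theorem~\ref{thm:main} follows once we show that for every weight $q$ on $V$, with $Q=q(V\setminus0)$, some setting misses nonzero syndromes of weight at most $Q/3$.

A first attempt fixes the measurement $w$ on a nonproduct qubit $v$. The syndrome $\bar w$ is then missed for sure, and what remains is a problem of the same kind for $n-1$ qubits on the quotient $V/\langle\bar w\rangle$. Induction bounds the missed weight by $q(\bar w)+\frac13(Q-q(\bar w))$, which exceeds $Q/3$ by $\frac23q(\bar w)$. To recover the loss, let $m$ be the least weight among the three syndromes of $X,Y,Z$ at $v$, take $w$ to attain it, and set aside weight $m$ from each of the three. The remaining weight is $Q-3m$ and vanishes at $\bar w$. If the final setting misses only \emph{one} of the three special syndromes, its missed weight is at most $\frac13(Q-3m)+m=\frac13Q$. The danger is that it misses all three.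

Take the GHZ state $(|000\rangle+|111\rangle)/\sqrt2$, stabilized by $XXX$, $ZZI$, $IZZ$, with
\[
L=\{0,\ ZZI,\ ZIZ,\ IZZ,\ XXX,\ XYY,\ YXY,\ YYX\}.
\]
Let $x_v,y_v$ be the syndromes of $X,Y$ on qubit $v$. The operator $Z$ has the same syndrome $z$ on all qubits, $y_v=x_v+z$, and $x_1+x_2+x_3=0$. The seven nonzero syndromes form the Fano plane of Figure~\ref{fig:fano}. The setting $ZZZ$ misses only $z$. A setting with two $Z$'s, and $X$ or $Y$ at $v$, misses the line $\{z,x_v,y_v\}$. In a setting without $Z$ the three local syndromes add up to $0$ or $z$ according as the number of $Y$'s is even or odd; in the even case they form the missed line. In the odd case, and for settings with exactly one $Z$, the span contains $z$ and two of the $x_v$, so everything is missed. Each $x_v$ and each $y_v$ lies on two of the four lines avoiding $z$, so playing $ZZZ$ with probability $1/3$ and each of $XXX,XYY,YXY,YYX$ with probability $1/6$ gives $\beta=1/3$.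

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=1.25]
\draw[thick] (90:2)--(210:2)--(330:2)--cycle;
\draw[thick] (0,0) circle (1);
\draw[dashed] (90:2)--(270:1) (210:2)--(30:1) (330:2)--(150:1);
\fill (0,0) circle (0.06) (90:2) circle (0.06) (210:2) circle (0.06) (330:2) circle (0.06) (270:1) circle (0.06) (30:1) circle (0.06) (150:1) circle (0.06);
\node at (0.3,0) {$z$};
\node at (90:2.25) {$y_3$};
\node at (210:2.3) {$y_1$};
\node at (330:2.3) {$y_2$};
\node at (270:1.25) {$x_3$};
\node at (30:1.3) {$x_1$};
\node at (150:1.3) {$x_2$};
\end{tikzpicture}
\caption{The seven nonzero syndromes of the three-qubit GHZ state; three points on a line or on the circle add up to zero. The settings $XXX$ (circle) and $XYY$, $YXY$, $YYX$ (sides of the triangle) miss the four solid lines. The dashed lines $\{z,x_v,y_v\}$ are the syndromes of the errors on a single qubit $v$. The setting $ZZZ$ misses only $z$.}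
\label{fig:fano}
\end{figure}

Now run the induction at $v=3$ and suppose that $x_3$ is the lightest of $x_3,y_3,z$, so $m=q(x_3)$ and $w=X$. The labels in $L$ whose third entry is $I$ or $X$ restrict on qubits $1,2$ to $\{0,ZZ,XX,YY\}$, the Lagrangian of the Bell state. Its three nonzero syndromes are the nonzero cosets of $\langle x_3\rangle$. The Bell step picks the lightest coset, which has reduced weight at most $\frac13(Q-3m)$, and with it a setting $W'$ of qubits $1,2$:
\[
\begin{array}{c|c|c|c|c}
\text{coset}&\text{reduced weight}&W'&\text{missed by }(W',X)&\text{span of }W'\text{ in }V\setminus0\\ \hline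
\{x_1,x_2\}&q(x_1)+q(x_2)&XX&x_1,x_2,x_3&x_1,x_2,x_3\\
\{y_1,y_2\}&q(y_1)+q(y_2)&YY&y_1,y_2,x_3&y_1,y_2,x_3\\
\{z,y_3\}&q(z)+q(y_3)-2m&ZZ&z,y_3,x_3&z
\end{array}
\]
In the first two rows $(W',X)$ misses one special syndrome and the count closes. In the third row $ZZX$ misses all three; if $q$ is uniform on $x_3,y_3,z$, it misses the entire weight. But the span of $W'=ZZ$ already contains $z$, so replacing $X$ by $Z$ on qubit $3$ adds nothing to that span. The setting $ZZZ$ misses weight $q(z)\le\bigl(q(z)+q(y_3)-2m\bigr)+m\le\frac13Q$.

In every row the span of $W'$ contains exactly one of the three special syndromes. This is a general fact, and it makes the repair always possible.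

\section{Completing a setting and removing a site}\label{sec:lemmas}

In this section $L\subset\mathbb F_p^{2n}$ is any Lagrangian subspace.

\begin{lemma}[completing a setting]\label{lem:complete}
Let $v$ be a site, let $W'=(W_u)_{u\ne v}$ be directions at the other sites, and let $T'=\bigoplus_{u\ne v}W_u$. Then
\[
N_v(W')=\{e\in F_v:\bar e\in\overline{T'}\}=\{e\in F_v:e+t\in L\text{ for some }t\in T'\}
\]
is a direction at $v$. If $v$ is product, then $N_v(W')=L\cap F_v$.
\end{lemma}

\begin{proof}
Let $M=T'\oplus F_v$. Then $M\subset T'^\perp$ and both have dimension $n+1$, so $M=T'^\perp$. The set $N_v(W')$ is the image of $L\cap M$ under the projection to $F_v$, and the kernel of this projection on $L\cap M$ is $L\cap T'$. Since $L\cap M=L^\perp\cap T'^\perp=(L+T')^\perp$,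
\[
\dim(L\cap M)=2n-\bigl(n+(n-1)-\dim(L\cap T')\bigr)=1+\dim(L\cap T').
\]
Hence $\dim N_v(W')=1$. It contains $L\cap F_v$, which is a direction if $v$ is product.
\end{proof}

Physically, if $e+t\in L$ then a multiple of $D(e)D(t)$ stabilizes the state, and the outcomes of the measurements $W'$ fix the value of $D(t)$. Site $v$ is thus left in an eigenstate of $D(e)$, and $N_v(W')$ is the direction whose outcome is determined by the other outcomes.

The next lemma is the reduction step. The space $L'$ consists of the labels of the stabilizers that commute with a measurement of $\lambda$ at $v$, with site $v$ deleted.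

\begin{lemma}[removing a site]\label{lem:remove}
Let $v$ be a nonproduct site and $\lambda$ a direction at $v$. Let $G=\bigoplus_{u\ne v}F_u$, write $g=g'+g_v$ with $g'\in G$, $g_v\in F_v$, and put $L'=\{g':g\in L,\ g_v\in\lambda\}$.
\begin{itemize}
\item[(a)] $L'$ is Lagrangian in $G$.
\item[(b)] There is a linear surjection $\pi:V(L)\to V(L')$ with kernel $\bar\lambda$ such that $\pi^{-1}([W']_{L'})=[(W',\lambda)]_L$ for every setting $W'$ of the sites $u\ne v$.
\item[(c)] A site $u\neq v$ that is product for $L$ is product for $L'$.
\item[(d)] For $u\ne v$ and directions $W''$ at the sites other than $u,v$, the direction $N_u(W'')$ for $L'$ equals the direction $N_u(W'',\lambda)$ for $L$.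
\end{itemize}
\end{lemma}

\begin{proof}
(a) Let $w$ span $\lambda$ and let $K=\{g\in L:g_v\in\lambda\}$. For $a\in F_v$ we have $a\in\lambda$ if and only if $\omega(a,w)=0$, so $K$ is the kernel of the functional $g\mapsto\omega(g,w)$ on $L$. This functional is nonzero, for otherwise $w\in L^\perp=L$. Thus $\dim K=n-1$. The map $g\mapsto g'$ is injective on $K$ because $L\cap F_v=0$, so $\dim L'=n-1$. For $g,h\in K$ we have $\omega(g',h')=\omega(g,h)-\omega(g_v,h_v)=0$.

(b) The map $G\to V(L)/\bar\lambda$ that sends $e$ to the class of $\bar e$ has kernel $\{e\in G:e\in L+\lambda\}=L'$. It induces an injection $V(L')\to V(L)/\bar\lambda$ between spaces of dimension $n-1$, hence an isomorphism. Let $\pi$ be the quotient map followed by the inverse isomorphism. Then $\ker\pi=\bar\lambda$ and $\pi(e+L)=e+L'$ for $e\in G$. So $\pi$ maps $[(W',\lambda)]_L=\bar\lambda+\sum_{u\ne v}\overline{W_u}$ onto $[W']_{L'}$, and this subspace contains $\ker\pi$.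

(c) A nonzero $g\in L\cap F_u$ has $g_v=0$ and $g'=g$, so $g\in L'\cap F_u$.

(d) Let $T''$ be the sum of the directions in $W''$. For $e\in F_u$ and $t\in T''$, the condition $e+t\in L'$ means that $e+t+s\in L$ for some $s\in\lambda$.
\end{proof}

\section{Closed palettes and the weight inequality}\label{sec:main}

The repair step replaces the direction at $v$ by $N_v(W')$. If only some directions are allowed, the replacement must be one of them.

\begin{definition}
A \emph{palette} $A=(A_v)$ assigns to each site $v$ a nonempty set $A_v$ of directions at $v$. A setting $W$ is \emph{from $A$} if $W_v\in A_v$ for all $v$. The palette is \emph{$L$-closed} if $N_v(W')\in A_v$ for every site $v$ and every choice $W'=(W_u)_{u\ne v}$ with $W_u\in A_u$.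
\end{definition}

The palette of all $p+1$ directions at every site is $L$-closed for every $L$.

\begin{proposition}[weight inequality]\label{prop:key}
Let $L\subset\mathbb F_p^{2n}$ be Lagrangian, $n\ge0$, let $k\ge1$ be an integer, and let $A$ be an $L$-closed palette with $|A_v|\ge k$ for every nonproduct site $v$. For every $q:V\to[0,\infty)$ there is a setting $W$ from $A$ with
\[
q([W]\setminus0)\le\frac1k\,q(V\setminus0).
\]
\end{proposition}

\begin{proof}
We use induction on $n$, over all $L$, $A$ and $q$. Suppose first that all sites are product, which includes $n=0$. Take $W_v=L\cap F_v$. By Lemma~\ref{lem:complete} this is $N_v(W')$ for any allowed $W'$, so it lies in $A_v$ by closedness. Then $T_W\subset L$ and $[W]=0$. Now let $v$ be a nonproduct site and $Q=q(V\setminus0)$.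

\emph{Step 1: set aside weight at $v$.} Since $F_v\to V$ is injective, the sets $\bar\lambda\setminus0$ for $\lambda\in A_v$ are pairwise disjoint; for qubits they are single points. Let $m=\min_{\lambda\in A_v}q(\bar\lambda\setminus0)$, attained at $\lambda_0$. If $m=0$ let $q_0=q$. Otherwise let $q_0$ equal $q$ multiplied by $1-m/q(\bar\lambda\setminus0)$ on $\bar\lambda\setminus0$ for each $\lambda\in A_v$, and equal $q$ elsewhere. Then $0\le q_0\le q$, the difference $q-q_0$ has mass exactly $m$ on each $\bar\lambda\setminus0$ with $\lambda\in A_v$ and vanishes elsewhere, $q_0$ vanishes on $\overline{\lambda_0}\setminus0$, and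
\[
Q_0:=q_0(V\setminus0)=Q-|A_v|\,m .
\]

\emph{Step 2: remove site $v$.} Let $L'$ and $\pi$ be as in Lemma~\ref{lem:remove} for $\lambda=\lambda_0$. The palette $(A_u)_{u\ne v}$ is $L'$-closed by part (d), because $\lambda_0\in A_v$. By part (c), a site that is nonproduct for $L'$ is nonproduct for $L$, so it has at least $k$ allowed directions. Let $q'(y)=q_0(\pi^{-1}(y))$ for $y\in V(L')$. For every subspace $U'\subset V(L')$,
\[
q'(U'\setminus0)=q_0\bigl(\pi^{-1}(U')\setminus\overline{\lambda_0}\bigr)=q_0\bigl(\pi^{-1}(U')\setminus0\bigr),
\]
because $q_0$ vanishes on $\overline{\lambda_0}\setminus0$; this is what Step 1 was for. In particular $q'(V(L')\setminus0)=Q_0$. The induction hypothesis gives a setting $W'$ from $(A_u)_{u\ne v}$ with $q'([W']_{L'}\setminus0)\le Q_0/k$, and part (b) turns this into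
\[
q_0\bigl([(W',\lambda_0)]\setminus0\bigr)\le Q_0/k .
\]

\emph{Step 3: repair at $v$.} The subspace $[(W',\lambda_0)]$ may contain all of $\overline{F_v}$, and then restoring the weight set aside would cost $|A_v|m$. Let $H=\sum_{u\ne v}\overline{W_u}\subset[(W',\lambda_0)]$ and $\lambda^*=N_v(W')$. By closedness $\lambda^*\in A_v$, so $W=(W',\lambda^*)$ is a setting from $A$. By the definition of $N_v$ we have $H\cap\overline{F_v}=\overline{\lambda^*}$. Therefore $[W]=H+\overline{\lambda^*}=H$, and the mass of $q-q_0$ on $H\setminus0$ is its mass on $\overline{\lambda^*}\setminus0$, namely $m$. Hence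
\[
q([W]\setminus0)=q_0(H\setminus0)+m\le\frac{Q-|A_v|\,m}{k}+m\le\frac Qk ,
\]
where the last inequality uses $|A_v|\ge k$.
\end{proof}

\begin{theorem}\label{thm:palette}
Let $|\psi\rangle$ be an entangled stabilizer state in prime local dimension $p$ with label space $L$, let $A$ be an $L$-closed palette, and let $k=\min\{|A_v|:v\text{ nonproduct}\}$. The maximum spectral gap over verification operators all of whose tests use settings from $A$ equals exactly $1-\frac1k$.
\end{theorem}

\begin{proof}
By Lemma~\ref{lem:entangled} there is a nonproduct site, so $k$ is defined. Lemma~\ref{lem:upper}, at a nonproduct site with $|A_v|=k$, gives $\nu(\Omega)\le1-1/k$. By Proposition~\ref{prop:key} the value of the game in Proposition~\ref{prop:game} is at most $1/k$, so some admissible $\Omega$ has $\beta(\Omega)\le1/k$.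
\end{proof}

\begin{corollary}\label{cor:prime}
For every entangled stabilizer state of $p$-level systems, $p$ prime, the maximum spectral gap over nonadaptive generalized Pauli measurements, that is, over tests with arbitrary settings, is exactly $\frac p{p+1}$.
\end{corollary}

\begin{proof}
Apply Theorem~\ref{thm:palette} to the full palette, with $k=p+1$.
\end{proof}

The case $p=2$ of Corollary~\ref{cor:prime} is Theorem~\ref{thm:main}.

\begin{remark}
Entanglement enters only through the upper bound; the weight inequality must be proved for all Lagrangians, since $L'$ may have only product sites. Primality makes $\mathbb F_p$ a field, which underlies the dimension counts of Section~\ref{sec:lemmas} and the disjointness in Step 1. Closedness is not used in the upper bound. It is used in the base case and in Steps 2 and 3, and Example~\ref{ex:ghztwo} shows that without it the gap can drop to $0$.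
\end{remark}

\section{Two Pauli operators per qubit}\label{sec:two}

For qubits and palettes with two directions per site, the optimal gap is decided by a parity condition.

\begin{theorem}\label{thm:two}
Let $|\psi\rangle$ be an $n$-qubit stabilizer state. For each qubit $v$ allow only two Pauli operators $a_v\ne b_v$, and let $c_v$ be the third. Let $\nu_2$ be the maximum spectral gap over verification operators whose tests use only settings in $\prod_v\{a_v,b_v\}$.
\begin{itemize}
\item[(a)] If every stabilizer has an even number of tensor factors $c_v$ (qubits $v$ on which it acts as $c_v$), then $\nu_2=\frac12$ if $|\psi\rangle$ is entangled and $\nu_2=1$ if it is a product state.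
\item[(b)] Otherwise $\nu_2=0$.
\end{itemize}
\end{theorem}

\begin{proof}
(a) If $N_v(W')=c_v$ for some allowed $W'$, then $L$ contains a vector $c_v+t$ with $t_v=0$ and $t_u\in\{0,a_u,b_u\}$ for $u\neq v$. This vector has exactly one factor $c$, contrary to the assumption. So the palette is $L$-closed, and Theorem~\ref{thm:palette} with $k=2$ gives $\nu_2=\frac12$ in the entangled case. For a product state, the Pauli operator that stabilizes qubit $v$ is an element of $S$ with a single nontrivial factor, so it is not $c_v$ and is allowed. Measuring these operators gives the test $|\psi\rangle\langle\psi|$ and gap $1$.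

(b) We look for one nonzero syndrome that every allowed setting misses. Let $R(e)\in\mathbb F_2$ be the parity of the number of $v$ with $e_v=c_v$. Write $e_v=\alpha_va_v+\beta_vb_v$; since $c_v=a_v+b_v$, we have $R(e)=\sum_v\alpha_v\beta_v$. If $f_v=\alpha_v'a_v+\beta_v'b_v$, then $\omega(a_v,b_v)=1$ gives
\[
R(e+f)=R(e)+R(f)+\sum_v(\alpha_v\beta_v'+\alpha_v'\beta_v)=R(e)+R(f)+\omega(e,f).
\]
So $R$ is linear on the isotropic space $L$, and by assumption it is nonzero there. The map $e\mapsto\omega(\cdot,e)|_L$ from $\mathbb F_2^{2n}$ to the dual space of $L$ has kernel $L^\perp=L$, so its image has dimension $n$ and it is onto. Choose $e$ with $R(g)=\omega(g,e)$ for all $g\in L$; then $e\notin L$ because $R|_L\ne0$. For an allowed setting $W$ no vector of $T_W$ has a factor $c$, so $R$ vanishes on $T_W$ and $e\in(L\cap T_W)^\perp=L+T_W$. Thus $\bar e\in[W]\setminus0$ for every allowed $W$. By Lemma~\ref{lem:canonical}(a) the state $|\bar e\rangle$, which is orthogonal to $|\psi\rangle$, passes every allowed test with certainty, and $\nu_2=0$.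
\end{proof}

\begin{example}\label{ex:ghztwo}
Take the GHZ state of Section~\ref{sec:ghz} with the same pair on all qubits. For $\{X,Z\}$ the labels in $L$ have zero or two factors $Y$, and $ZZZ$, $XXX$ with probability $\frac12$ each attain the gap $\frac12$. For $\{X,Y\}$ they have zero or two factors $Z$, and the uniform mixture of $XXX,XYY,YXY,YYX$ attains $\frac12$. For $\{Y,Z\}$ the label $XXX$ has three factors $X$. The palette is not closed, since $YYX\in L$ gives $N_3(Y,Y)=X$, and every setting in $\{Y,Z\}^3$ misses $z$.
\end{example}

Let $\Gamma$ be a simple graph whose vertices are the $n$ qubits, and let $K_u=X_u\prod_{u'\sim u}Z_{u'}$, where subscripts name the qubit acted on and $u'\sim u$ means adjacency. Two operators $K_u,K_{u'}$ have anticommuting factors on two qubits if $u\sim u'$ and on none otherwise, so they commute. For a vertex set $B$, the label of $K_B=\prod_{u\in B}K_u$ at $v$ has $X$-component $1$ exactly when $v\in B$, and its $Z$-component is the parity of the number of neighbors of $v$ in $B$. So $K_B$ is a multiple of $I$ only for $B=\emptyset$, and the $K_B$ form a stabilizer group. Its stabilizer state is the \emph{graph state} of $\Gamma$.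

\begin{corollary}\label{cor:graph}
For every graph state whose graph has at least one edge, the maximum spectral gap using only $X$ and $Z$ measurements is exactly $1/2$.
\end{corollary}

\begin{proof}
The stabilizer $K_B$ has a factor $Y$ at $v$ exactly when $v\in B$ and $v$ has odd degree in the subgraph induced on $B$. The degrees in a graph add up to twice the number of edges, so the number of such $v$ is even. The state is entangled: let $v$ have a neighbor $u$. A stabilizer $K_B\neq I$ supported on $v$ alone would need $B=\{v\}$, but $K_v$ acts as $Z$ on $u$. So $v$ is nonproduct and Lemma~\ref{lem:entangled} applies. Theorem~\ref{thm:two}(a) with $c_v=Y$ gives the claim.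
\end{proof}

\begin{thebibliography}{1}
\bibitem{DHZ} Ninnat Dangniam, Yun-Guang Han, Huangjun Zhu, \emph{Optimal verification of stabilizer states}, arXiv:2007.09713 (2020).
\end{thebibliography}
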